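
\newtheorem{theorem}{Theorem}[section]
\newtheorem{proposition}[theorem]{Proposition}
\newtheorem{lemma}[theorem]{Lemma}
\newtheorem{corollary}[theorem]{Corollary}
\theoremstyle{definition}
\newtheorem{definition}[theorem]{Definition}
\newtheorem{example}[theorem]{Example}
\theoremstyle{remark}
\newtheorem{remark}[theorem]{Remark}
\numberwithin{equation}{section}


\title{Code Swendsen--Wang dynamics mixes in polynomial time on regular matroids}

\begin{abstract}
The code Swendsen--Wang dynamics samples from the Gibbs distribution of a classical code Hamiltonian, given by a parity check matrix $h\in\{0,1\}^{c\times n}$; for incidence matrices of graphs it is the Swendsen--Wang dynamics of the Ising model. Hangleiter, Ju and Vazirani conjectured that it mixes quickly whenever the binary matroid $M[h]$ is regular. We prove this: the spectral gap is at least $1/(2c^6)$ and the mixing time is at most $14c^8$, for all positive inverse temperatures, which may even depend on the check. The core is a Poincar\'e inequality with constant $m^5$ for the random cluster measure ($q=2$) of a regular matroid on $m$ elements. It follows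 from a swapping argument for blocks of elements, in which the $j$-th largest block costs only $O(j)$, combined with a balanced partition of a regular matroid extracted from Seymour's decomposition theorem. The bounds extend to binary matroids without an $F_7$ minor and to those without an $F_7^*$ minor. For general binary matroids mixing can be exponentially slow.
\end{abstract}

\section{The question and the answer}

\subsection{The dynamics}

Let $h\in\{0,1\}^{c\times n}$ be a matrix over $\mathbb F_2$ with rows $h_1,\dots,h_c$, called \emph{checks} and indexed by $E=[c]$. A configuration $x\in\mathbb F_2^n$ \emph{satisfies} check $i$ if $h_i\cdot x=0$ and \emph{violates} it otherwise; $E(x)$ is the set of satisfied checks. For $S\subseteq E$ let $h_S$ be the submatrix of rows in $S$. Given inverse temperatures $\beta_i>0$, the Gibbs distribution is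
\[
\pi(x)\ \propto\ \exp\Big(\sum_{i\in E}\beta_i(-1)^{h_i\cdot x}\Big).
\]
With $\beta_i\equiv\beta$ this is $\pi(x)\propto e^{-\beta H(x)}$ for the classical code Hamiltonian $H(x)=-\sum_i(-1)^{h_i\cdot x}$. One step of the \emph{code Swendsen--Wang (SW) dynamics} \cite{HJV} from $x$ is:
\begin{enumerate}
\item \emph{Cluster formation.} Obtain $S\subseteq E(x)$ from $E(x)$ by removing each $i\in E(x)$ independently with probability $q_i=e^{-2\beta_i}$.
\item \emph{Cluster update.} Draw the new configuration uniformly from $\ker h_S=\{y\in\mathbb F_2^n:h_Sy=0\}$.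
\end{enumerate}
Let $P$ be the transition kernel. It is reversible with respect to $\pi$ (Section~\ref{sec:transfer}), and its mixing time is
\[
t_{\rm mix}=\min\Big\{t:\max_{x}\|P^t(x,\cdot)-\pi\|_{TV}\le\tfrac14\Big\}.
\]
If $h$ is the edge-by-vertex incidence matrix of a graph, then $x$ is a spin configuration, a check is satisfied when the two ends of an edge agree, $\ker h_S$ consists of the configurations constant on the components of $S$, and the dynamics is the usual Swendsen--Wang dynamics for the Ising model.

A step from $x$ depends only on the vector $hx$, and the new configuration $x'$ is uniform given $hx'$. The possible vectors $hx$ form the column space of $h$, which is the orthogonal complement of the set of linear dependencies among the checks. So, apart from the uniform choice of $x'$ given $hx'$, the chain is determined by the temperatures and these dependencies. The dependencies are recorded by the binary matroid $M[h]$ on $E$, whose independent sets are the linearly independent sets of rows. For a graph it is the cycle matroid. A matroid is \emph{regular} if it is representable over every field;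 equivalently, it is binary and has no minor isomorphic to the Fano matroid $F_7$ (the seven nonzero vectors of $\mathbb F_2^3$) or its dual $F_7^*$. Graphic matroids and their duals are regular.

\medskip
\noindent\textbf{Problem} \cite{HJV}. \emph{Is there a polynomial in $n$ and $c$ that bounds $t_{\rm mix}$ for every $\beta>0$ and every $h\in\{0,1\}^{c\times n}$ with $M[h]$ regular?}

\subsection{What to expect}

Suppose first that the rows of $h$ are independent. Given $S$, the checks outside $S$ take independent uniform values in the next configuration. So the checks evolve as independent two-state chains: a violated check is next satisfied with probability $\frac12$, and a satisfied one is next violated with probability $q_i/2$. The nontrivial eigenvalue is $(1-q_i)/2<\frac12$, so each chain is within $2^{-t}$ of equilibrium after $t$ steps, and since the configuration after a step is uniform given the values of the checks, $\lceil\log_2(4c)\rceil$ steps suffice at every temperature.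

Interaction thus comes only from dependencies, that is, from circuits of $M[h]$. Without structure they can do harm: Proposition~\ref{prop:slow} gives parity check matrices for which $t_{\rm mix}$ is exponential. For regular matroids there is evidence in the other direction. Goldberg and Jerrum showed that the partition function of the ferromagnetic Ising model on a regular matroid has a fully polynomial randomized approximation scheme, and this led the authors of \cite{HJV} to conjecture fast mixing. An approximation scheme says nothing by itself about a particular chain, though, and there are two obstacles. A regular matroid is built from graphic, cographic and one special matroid by a tree of sums whose depth may be linear, so an argument that loses a constant factor per sum gives only an exponential bound. And the bound must be uniform in $\beta$: some configurations have $\pi$-mass exponentially small in $\beta$, so a spectral gap does not yet bound the mixing time.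

\subsection{Results}

The conjecture is true. The spectral gap of a positive semidefinite kernel $P$ is $1$ minus the norm of $P$ on the functions of $\pi$-mean zero.

\begin{theorem}\label{thm:main}
Let $h\in\{0,1\}^{c\times n}$, $c\ge1$, with $M[h]$ regular, and let $\beta_i>0$ be arbitrary. Then $P$ is positive semidefinite on $L^2(\pi)$, its spectral gap is at least $1/(2c^6)$, and
\[
t_{\rm mix}\le c^7(14+2\ln c)\le14\,c^8 .
\]
\end{theorem}

For $c=0$ one step reaches the uniform distribution $\pi$, so $t_{\rm mix}\le 14c^8+1$ in all cases; this polynomial depends on neither $n$, $h$ nor the temperatures.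

The theorem rests on the random cluster measure, which is the law of $S$ in equilibrium. For a binary matroid $M$ on $E$ with rank function $r$ and $p\in(0,1)^E$ let
\begin{equation}\label{eq:phi}
\phi(S)=\phi_{M,p}(S)\ \propto\ \prod_{e\in S}p_e\prod_{e\notin S}(1-p_e)\;2^{-r(S)},\qquad S\subseteq E .
\end{equation}
For $B\subseteq E$ and $f:2^E\to\mathbb R$ let
\[
\mathcal V_B(f)=\mathbb E_\phi\big[\operatorname{Var}_\phi(f\mid S\setminus B)\big],\qquad \mathcal V_e=\mathcal V_{\{e\}} .
\]
Thus $\mathcal V_B(f)$ measures how much $f$ fluctuates when only the part of $S$ in $B$ is resampled.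

\begin{theorem}[Poincar\'e inequality]\label{thm:poincare}
If $M$ is regular with $|E|=m$ and $p\in(0,1)^E$, then
\[
\operatorname{Var}_\phi f\le m^5\sum_{e\in E}\mathcal V_e(f)\qquad\text{for all }f:2^E\to\mathbb R .
\]
\end{theorem}

Section~\ref{sec:transfer} deduces mixing bounds from Poincar\'e inequalities and deals with the uniformity in $\beta$. Section~\ref{sec:swap} introduces the swapping argument, first for a single circuit and then for blocks, and applies it to graphic and cographic matroids (Proposition~\ref{prop:graphic}). Section~\ref{sec:structure} finds, for every regular matroid on $m\ge2$ elements, a partition into blocks of at most $m/2$ elements that are attached through interfaces of dimension at most $2$ to a center that is graphic, cographic or $R_{10}$. Section~\ref{sec:induction} closes the induction, for a wider family of classes than the regular matroids, and Section~\ref{sec:limits} shows that some structural hypothesis is needed. We do not claim that the exponents are sharp.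

\section{From a Poincar\'e inequality to the mixing time}\label{sec:transfer}

\begin{proposition}\label{prop:transfer}
Let $h\in\{0,1\}^{c\times n}$ with $c\ge1$, let $\beta_i>0$, $p_i=1-e^{-2\beta_i}$ and $\phi=\phi_{M[h],p}$. Suppose $\operatorname{Var}_\phi g\le\Lambda\sum_{e}\mathcal V_e(g)$ for all $g$. Then $P$ is positive semidefinite on $L^2(\pi)$ with spectral gap at least $\gamma=1/(2c\Lambda)$, and
\[
t_{\rm mix}\le 5c+1+2c\Lambda\Big(\ln4+\frac c2\ln(160c^2)\Big).
\]
In particular, if $\Lambda=c^a$ with $a\ge0$, then $t_{\rm mix}\le c^{a+2}(14+2\ln c)$.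
\end{proposition}

The last statement is arithmetic: the bound is $5c+1+2\ln4\cdot c^{a+1}+c^{a+2}(\ln160+2\ln c)$, and $5c+1\le6c^{a+2}$, $6+2\ln4+\ln160<14$. With $a=5$ the proposition derives Theorem~\ref{thm:main} from Theorem~\ref{thm:poincare}; note $14+2\ln c\le14c$. The rest of this section proves the proposition: we write an SW step as two conditional expectations, compare it with single-element updates of $S$, and then remove the dependence on the temperature by a short burn-in.

\subsection{The joint law}

With $q_i=1-p_i$, consider on pairs $(x,S)$ the law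
\[
\nu(x,S)\ \propto\ \prod_{i\in S}p_i\prod_{i\notin S}q_i\;\mathbf 1[h_Sx=0].
\]
Summing over $S\subseteq E(x)$ leaves $\prod_{i\notin E(x)}q_i$, which is proportional to $\pi(x)$. Summing over $x$ gives the factor $|\ker h_S|=2^{n-r(S)}$, so the $S$-marginal is $\phi$. Given $x$, each $i\in E(x)$ belongs to $S$ independently with probability $p_i$, and given $S$, $x$ is uniform on $\ker h_S$. These are the two halves of an SW step. So let $A:L^2(\phi)\to L^2(\pi)$, $(Ag)(x)=\mathbb E_\nu[g(S)\mid x]$; its adjoint is $(A^*f)(S)=\mathbb E_\nu[f(x)\mid S]$, and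
\[
P=AA^* .
\]
Hence $P$ is self-adjoint and positive semidefinite. Both $A$ and $A^*$ preserve constants and mean-zero functions.

\subsection{The gap}

Let $g$ have $\phi$-mean zero and let $e\in E$. By the law of total variance,
\begin{equation}\label{eq:totalvar}
\|g\|_\phi^2-\|Ag\|_\pi^2=\mathbb E_\nu\operatorname{Var}(g\mid x)\ \ge\ \mathbb E_\nu\operatorname{Var}(g\mid x,S\setminus e).
\end{equation}
We compare the right side with $\mathcal V_e(g)=\mathbb E\operatorname{Var}(g\mid S\setminus e)$. Conditioning on $x$ as well could destroy the randomness of the bit $e$; we show that it loses at most a factor $2$.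

Fix $R=S\setminus e$ and put $p=p_e$, $\nabla=g(R\cup e)-g(R)$, $b=\nu(h_e\cdot x=0\mid R)$. Given $(x,R)$, we have $e\in S$ with probability $p\,\mathbf 1[h_e\cdot x=0]$. So $R$ contributes $\nabla^2\,b\,p(1-p)$ to the right side of \eqref{eq:totalvar}, and $\nabla^2a(1-a)$ with $a=bp$ to $\mathcal V_e(g)$, both weighted by the probability of $R$.
\begin{itemize}
\item If $h_e\in\langle h_R\rangle$, the span of the rows in $R$, then $b=1$ and the contributions are equal.
\item Otherwise half of $\ker h_R$ satisfies $e$. Summing $\nu$ over $S\in\{R,R\cup e\}$ gives relative weight $p+(1-p)=1$ to these $x$ and $1-p$ to the other half. So $b=\frac1{2-p}$ and $1-a=\frac{2(1-p)}{2-p}\le2(1-p)$, whence $bp(1-p)\ge\frac12a(1-a)$.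
\end{itemize}
Therefore $\mathbb E_\nu\operatorname{Var}(g\mid x)\ge\frac12\mathcal V_e(g)$ for every $e$. Averaging over $e$ and using the hypothesis,
\[
\|g\|^2-\|Ag\|^2\ \ge\ \frac1{2c}\sum_e\mathcal V_e(g)\ \ge\ \frac1{2c\Lambda}\|g\|^2=\gamma\|g\|^2 .
\]
On mean-zero functions $\|A^*\|^2=\|A\|^2\le1-\gamma$, so $\|P\|\le1-\gamma$ there. For an initial law $\mu$, the density of $\mu P^t$ with respect to $\pi$ is $P^t(\mu/\pi)$, and Cauchy--Schwarz gives
\begin{equation}\label{eq:l2}
\|\mu P^t-\pi\|_{TV}=\tfrac12\big\|P^t(\mu/\pi-1)\big\|_{L^1(\pi)}\le\tfrac12e^{-\gamma t}\,\|\mu/\pi\|_{L^2(\pi)} .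
\end{equation}

\subsection{Burn-in, uniformly in the temperature}

The factor $\|\mu/\pi\|$ can be exponentially large in the $\beta_i$ when the start violates a check with large $\beta_i$. But such a check becomes satisfied with probability $\frac12$ at each step and is then hardly ever lost. So we first run a short time in which all such checks become satisfied.

Let $t_0=\lceil\log_2(16c)\rceil$. Since $\log_2c\le c-1$, we have $t_0\le5+\log_2c\le c+4\le5c$. Put $\varepsilon_0=1/(16ct_0)$. Call check $i$ \emph{hard} if $q_i\le\varepsilon_0$, and call $x$ \emph{good} if it satisfies all hard checks.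

Realize cluster formation with independent coins $\xi_{t,i}$, one for each time $t\ge1$ and check $i$, that say ``remove'' with probability $q_i$. The event that some hard coin with $t\le t_0$ says ``remove'' has probability at most $t_0c\varepsilon_0=\frac1{16}$. Condition on its complement. The other coins and the cluster updates keep their laws, and a satisfied hard check stays satisfied up to time $t_0$. If check $i$ is violated by the current $x$, then $h_Sx=0$ and $h_i\cdot x=1$ show $h_i\notin\langle h_S\rangle$, so $h_i\cdot y$ is a uniform bit for uniform $y\in\ker h_S$: given the past, the next state satisfies $i$ with probability exactly $\frac12$. Hence a given hard check is violated at time $t_0$ with conditional probability at most $2^{-t_0}\le1/(16c)$, and from any start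
\begin{equation}\label{eq:burnin}
\Pr[X_{t_0}\text{ not good}]\le\tfrac1{16}+\tfrac1{16}=\tfrac18 .
\end{equation}

Now start from a good $x$. Since $E(\cdot)$ is constant on the coset $x+\ker h$ and a step depends on $x$ only through $E(x)$, we have $P^t(x,\cdot)=\mu_xP^t$ for $t\ge1$, where $\mu_x$ is uniform on $x+\ker h$. As $\pi$ is constant on the coset, $\|\mu_x/\pi\|^2=1/\pi(x+\ker h)$. The unnormalized weight $\prod_{i\notin E(x)}q_i$ is at least $\varepsilon_0^c$ since no hard check is violated; the normalizer is at most $2^n$; and $|\ker h|\ge2^{n-c}$. So $\pi(x+\ker h)\ge(\varepsilon_0/2)^c$. By \eqref{eq:l2}, $\|P^t(x,\cdot)-\pi\|_{TV}\le\frac18$ for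
\[
t\ge t_1:=\Big\lceil\gamma^{-1}\Big(\ln4+\frac c2\ln\frac2{\varepsilon_0}\Big)\Big\rceil .
\]
By the Markov property and \eqref{eq:burnin}, $\|P^{t_0+t_1}(x,\cdot)-\pi\|_{TV}\le\frac18+\frac18$ for every $x$. Since $2/\varepsilon_0=32ct_0\le160c^2$ and $\gamma^{-1}=2c\Lambda$, Proposition~\ref{prop:transfer} follows. \qed

\section{Swapping}\label{sec:swap}

\subsection{A single circuit, by hand}\label{ssec:circuit}

Let $M$ be a circuit on $E=\{1,\dots,m\}$, $m\ge2$: $r(S)=|S|$ for $S\ne E$ and $r(E)=m-1$. We show
\[
\operatorname{Var}_\phi f\le4m\sum_e\mathcal V_e(f).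
\]
All ingredients of the block inequality below appear here.

\emph{Auxiliary variable.} We have $2^{-r(S)}=2^{-|S|}\,\#\{k\in\{\emptyset,E\}:k\subseteq S\}$. So $\phi$ is the $S$-marginal of the law $\mu(k,S)=w(S)/Z$ on pairs with $k\in\{\emptyset,E\}$ and $k\subseteq S$, where $w(S)=\prod_{e\in S}\frac{p_e}2\prod_{e\notin S}(1-p_e)$ is a product.

\emph{Path.} Draw $(k,S)$ and $(k',S')$ independently from $\mu$, and turn $S$ into $S'$ by replacing the bits $1,2,\dots,m$ in this order. Let $\Delta_j$ be the increment of $f$ at step $j$. Then $\operatorname{Var}_\phi f=\frac12\mathbb E(\sum_j\Delta_j)^2\le\frac m2\sum_j\mathbb E\Delta_j^2$.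

\emph{Swap.} Just before step $j$ the current set $\eta$ agrees with $S'$ on $\{1,\dots,j-1\}$ and with $S$ elsewhere. Let $\bar\eta$ be the complementary hybrid, and form $\kappa,\bar\kappa$ from $k,k'$ in the same way. Then $w(\eta)w(\bar\eta)=w(S)w(S')$, $\kappa\subseteq\eta$, $\bar\kappa\subseteq\bar\eta$, and the original data are recovered by swapping back. If $k=k'$, then $\kappa=\bar\kappa=k$. If $k\ne k'$, then $\{\kappa,\bar\kappa\}=\big\{\{1,\dots,j-1\},\{j,\dots,m\}\big\}$: for $j\ge2$, open arcs instead of a closed circuit. For a given $\eta$, the class $\{\emptyset,E\}$ has $1+\mathbf 1[\eta=E]$ members contained in $\eta$, and the class of the two arcs has at most as many, because both arcs are contained in $\eta$ only if $\eta=E$. As there are at most two classes, and $\kappa,\bar\kappa$ belong to the same one, the pair $(\eta,\bar\eta)$ occurs with probability at most $2\phi(\eta)\phi(\bar\eta)$, so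
\[
\mathbb E\Delta_j^2\le2\,\mathbb E_{\eta,\bar\eta\sim\phi\text{ indep.}}\big(f(\eta)-f(\eta^{j\leftarrow\bar\eta_j})\big)^2 ,
\]
where $\eta^{j\leftarrow y}$ is $\eta$ with its $j$-th bit replaced by $y$.

\emph{Marginal versus conditional.} The new bit $\bar\eta_j$ has the marginal law, whereas $\mathcal V_j$ uses the conditional law given the other bits. Given the others, $j\in S$ has probability $p_j$ if all others are present and $p_j/(2-p_j)$ otherwise. These two laws differ pointwise by factors $2-p_j$ and $2/(2-p_j)$, both at most $2$, and the marginal is an average of them. Replacing the marginal by the conditional law therefore costs a factor $2$, after which old and new bit are i.i.d.\ given the rest and $\mathbb E(f(\eta)-f(\eta^{j\leftarrow y}))^2=2\mathcal V_j(f)$. So $\mathbb E\Delta_j^2\le8\mathcal V_j(f)$, and the claim follows.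

Three costs appeared: the number of steps, the number of classes of hybrids, and the ratio of marginal to conditional law. We now replace bits by blocks.

\subsection{The block inequality}

All vector spaces are finite-dimensional over $\mathbb F_2$.

\begin{definition}[Setting $(\star)$]\label{def:star}
For $j\in[d]$ let $(\Omega_j,w_j)$ be a finite probability space with $w_j>0$ everywhere, $K_j$ a vector space, and $Y_j$ a map from $\Omega_j$ to the subspaces of $K_j$. Let $\Psi:\bigoplus_jK_j\to L$, $\Psi(k)=\sum_j\psi_j(k_j)$, be linear, and $K=\ker\Psi$. On $\Omega=\prod_j\Omega_j$ put $w(\omega)=\prod_jw_j(\omega_j)$, $Y(\omega)=\bigoplus_jY_j(\omega_j)$, and let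
\[
\phi(\omega)=\frac1Z\,w(\omega)\,|K\cap Y(\omega)|
\]
be the corresponding probability measure. Let $\mathcal V_j(f)=\mathbb E_\phi\operatorname{Var}_\phi(f\mid\omega_{-j})$, where $\omega_{-j}=(\omega_i)_{i\ne j}$.
\end{definition}

Think of $K_j$ as the interface of block $j$ and of $Y_j(\omega_j)$ as what the state $\omega_j$ lets through; $\Psi(k)$ is the \emph{syndrome} of $k$, and only syndrome $0$ counts. The circuit is the case $K_j=\mathbb F_2$, $Y_j=\mathbb F_2$ or $0$ according to whether $j\in S$, $L=\mathbb F_2^{\mathbb Z/m}$, $\Psi(k)=\sum_jk_j(\mathbf 1_j+\mathbf 1_{j+1})$; the open arcs have the syndrome $\mathbf 1_1+\mathbf 1_j$.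

When $K$ has many elements, a fixed order of replacement can produce too many syndromes. The remedy is to let the order depend on $\delta=k+k'$. This is harmless because $\delta$ survives the swap. An \emph{ordering rule} assigns to each $\delta\in K$ a linear order of $[d]$. Let $A_j(\delta)$ be the set of indices preceding $j$ in this order, and put
\[
\mathcal S_j=\Big\{\sum_{i\in A_j(\delta)}\psi_i(\delta_i):\delta\in K\Big\},\qquad\tau_j=|K_j|\,|\mathcal S_j| .
\]

\begin{lemma}[Block inequality]\label{lem:block}
For any ordering rule, any $\lambda_j>0$ and any $f:\Omega\to\mathbb R$,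
\[
\operatorname{Var}_\phi f\le\Big(\sum_j\lambda_j^{-1}\Big)\sum_j\lambda_j\tau_j\mathcal V_j(f).
\]
\end{lemma}

\begin{proof}
\emph{(a) Marginal versus conditional.} Let $\phi_j$ be the marginal of $\phi$ on $\Omega_j$. We claim
\begin{equation}\label{eq:margcond}
\phi_j(y)\le|K_j|\,\phi(y\mid\omega_{-j})\qquad\text{for all }y\in\Omega_j\text{ and all }\omega_{-j}.
\end{equation}
Fix $\omega_{-j}$. Let $K'=\{k\in K:k_i\in Y_i(\omega_i)\text{ for }i\ne j\}$, let $H\le K_j$ be the image of $K'$ under the projection to $K_j$, and $a$ the size of the kernel of this projection. Then $|K\cap Y(\omega)|=a\,|H\cap Y_j(\omega_j)|$, so with $g_H(y)=|H\cap Y_j(y)|$,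
\[
\phi(y\mid\omega_{-j})=\frac{w_j(y)\,g_H(y)}{\mathbb E_{w_j}g_H}.
\]
Let $H,H'$ be any two subspaces of $K_j$. Then $g_{H'}\le|H'|$ and $g_H\ge1$. Also $g_H\le g_{H'}\,|K_j|/|H'|$ pointwise, because $(H\cap Y_j)/(H\cap H'\cap Y_j)$ embeds in $K_j/H'$. Hence
\[
\frac{g_{H'}(y)/\mathbb E g_{H'}}{g_H(y)/\mathbb E g_H}=\frac{g_{H'}(y)}{g_H(y)}\cdot\frac{\mathbb Eg_H}{\mathbb Eg_{H'}}\le|H'|\cdot\frac{|K_j|}{|H'|}=|K_j| .
\]
So any two conditional laws differ pointwise by at most the factor $|K_j|$, and $\phi_j$ is an average of conditional laws.

\emph{(b) Path.} For $k\in\bigoplus K_j$ put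
\[
W(k,\omega)=w(\omega)\,\mathbf 1[k\in Y(\omega)]=\prod_jw_j(\omega_j)\mathbf 1[k_j\in Y_j(\omega_j)] .
\]
Then $\mu(k,\omega)=W(k,\omega)\mathbf 1[k\in K]/Z$ is a probability measure with $\omega$-marginal $\phi$. Draw $(k,\omega)$ and $(k',\omega')$ independently from $\mu$ and let $\delta=k+k'\in K$. Go from $\omega$ to $\omega'$ by replacing $\omega_j$ by $\omega_j'$, one coordinate at a time, in the order assigned to $\delta$. Let $\Delta_j$ be the increment of $f$ when $j$ is replaced. By Cauchy--Schwarz,
\[
\operatorname{Var}_\phi f=\tfrac12\mathbb E\Big(\sum_j\Delta_j\Big)^2\le\tfrac12\Big(\sum_j\lambda_j^{-1}\Big)\sum_j\lambda_j\,\mathbb E\Delta_j^2 .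
\]

\emph{(c) Swap.} Fix $j$ and let $A=A_j(\delta)$. Let $(\kappa,\eta)$ agree with $(k',\omega')$ on $A$ and with $(k,\omega)$ off $A$; let $(\bar\kappa,\bar\eta)$ agree with $(k,\omega)$ on $A$ and with $(k',\omega')$ off $A$. Then:
\begin{itemize}
\item $\Delta_j=f(\eta^{j\leftarrow\bar\eta_j})-f(\eta)$, since $j\notin A$ and so $\bar\eta_j=\omega_j'$;
\item $W(\kappa,\eta)W(\bar\kappa,\bar\eta)=W(k,\omega)W(k',\omega')$, since $W$ is a product over coordinates;
\item $\Psi\kappa=\Psi k+\sum_{i\in A}\psi_i(k_i+k_i')=\sum_{i\in A}\psi_i(\delta_i)\in\mathcal S_j$, and $\Psi\bar\kappa$ is the same vector;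
\item $(k,\omega,k',\omega')\mapsto(\kappa,\eta,\bar\kappa,\bar\eta)$ is injective: $\delta=\kappa+\bar\kappa$ determines $A$, and swapping back on $A$ recovers the data.
\end{itemize}
Therefore
\[
\mathbb E\Delta_j^2\le\frac1{Z^2}\sum_{s\in\mathcal S_j}\sum_{\eta,\bar\eta}\Big(\sum_{\Psi\kappa=s}W(\kappa,\eta)\Big)\Big(\sum_{\Psi\bar\kappa=s}W(\bar\kappa,\bar\eta)\Big)\big(f(\eta)-f(\eta^{j\leftarrow\bar\eta_j})\big)^2 .
\]
The set $\{\kappa\in Y(\eta):\Psi\kappa=s\}$ is empty or a coset of $K\cap Y(\eta)$, so $\sum_{\Psi\kappa=s}W(\kappa,\eta)\le w(\eta)|K\cap Y(\eta)|=Z\phi(\eta)$, and likewise for $\bar\eta$. Thus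
\[
\mathbb E\Delta_j^2\le|\mathcal S_j|\;\mathbb E_{\eta\sim\phi,\;y\sim\phi_j}\big(f(\eta)-f(\eta^{j\leftarrow y})\big)^2
\]
with $\eta,y$ independent. By \eqref{eq:margcond} we may replace $\phi_j$ by $|K_j|\,\phi(\cdot\mid\eta_{-j})$; then $\eta_j$ and $y$ are i.i.d.\ given $\eta_{-j}$, and the expectation becomes $|K_j|\cdot2\mathcal V_j(f)$. So $\mathbb E\Delta_j^2\le2\tau_j\mathcal V_j(f)$. Insert this in (b).
\end{proof}

\subsection{Few syndromes: following cycles}

For which $\Psi$ is there a good ordering rule? In a graph, traversing a cycle edge by edge leaves at any moment a path, whose boundary has two points. This suggests the following condition.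

\begin{definition}
The map $\Psi$ in $(\star)$ is \emph{graph-like} if $\dim K_j\le2$ for all $j$, $L=\mathbb F_2^{\mathsf V}$ for a finite set $\mathsf V$, and every vector $\psi_j(k_j)$, $k_j\in K_j$, has Hamming weight $0$ or $2$. Let $\Sigma_j\subseteq\mathsf V$ be the union of the supports of the vectors in $\psi_j(K_j)$.
\end{definition}

Here $|\Sigma_j|\le3$: two distinct vectors of weight $2$ whose sum has weight $2$ share exactly one point. If $\dim K_j\le1$, then $|\Sigma_j|\le2$. The condition does not depend on the numbering of the indices.

\begin{lemma}\label{lem:count}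
Let $\Psi$ be graph-like and fix a total order on $\mathsf V$. There is an ordering rule such that every element of $\mathcal S_j$ is $0$ or of the form $\mathbf 1_a+\mathbf 1_b$, where $b\in\Sigma_j$ and, for some $i<j$, $a\in\Sigma_i$ is not the largest element of $\Sigma_i$. In particular $|\mathcal S_j|\le6j-5$ and $\tau_j\le4(6j-5)$.
\end{lemma}

\begin{proof}
Given $\delta\in K$, form the loopless multigraph on $\mathsf V$ with one edge $j$, joining the two points of $\operatorname{supp}\psi_j(\delta_j)$, for each $j$ with $\psi_j(\delta_j)\ne0$. Since $\Psi\delta=0$, all degrees are even. Fix a partition of the edges into simple cycles (two parallel edges form a cycle). List first the indices with $\psi_j(\delta_j)=0$, then the cycles one after another; a cycle whose smallest index is $i$ is traversed starting at the smaller end $a$ of edge $i$, along edge $i$.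

Indices with $\psi_j(\delta_j)=0$ and completed cycles add $0$ to the partial sum. So the partial sum before index $j$ is $0$, unless $j$ lies on a cycle with smallest index $i<j$; in that case the part traversed so far is a path from $a$ to the vertex $b\in\Sigma_j$ at which edge $j$ is entered, and the partial sum is $\mathbf 1_a+\mathbf 1_b$. Here $a$ is the smaller of two elements of $\Sigma_i$. For each $i<j$ there are at most two choices of $a$, and there are at most three choices of $b$. So $|\mathcal S_j|\le1+6(j-1)$.
\end{proof}

That the count depends on $j$ alone, and not on $|\mathsf V|$ or $d$, comes from starting each cycle at its smallest index. The numbering is still free; later we number the blocks by decreasing size, so that large blocks are cheap.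

\subsection{Graphic and cographic matroids}

For a multigraph $G=(\mathsf V,F)$ and $e\in F$ let $\partial e\in\mathbb F_2^{\mathsf V}$ be the sum of the indicators of the two ends of $e$ ($0$ for a loop). The vectors $\partial e$ represent the cycle matroid $M(G)$.

\begin{proposition}\label{prop:graphic}
Let $G=(\mathsf V,F)$ and let $M$ be $M(G)$ or its dual $M^*(G)$. For all $p\in(0,1)^F$ and all $f:2^F\to\mathbb R$,
\[
\operatorname{Var}_\phi f\le4|\mathsf V||F|\sum_e\mathcal V_e(f).
\]
If $F\ne\emptyset$ and $M[h]$ is $M(G)$ or $M^*(G)$, the spectral gap of the SW dynamics is at least $1/(8|\mathsf V||F|^2)$.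
\end{proposition}

\begin{proof}
We may assume $F\ne\emptyset$. Let $M=M(G)$. The kernel $K$ of $\Psi:\mathbb F_2^F\to\mathbb F_2^{\mathsf V}$, $\Psi(k)=\sum_ek_e\,\partial e$, contains exactly $2^{|S|-r(S)}$ vectors supported in $S$. So $2^{-r(S)}=2^{-|S|}|K\cap Y(S)|$, where $Y(S)=\bigoplus_eY_e$ with $Y_e=\mathbb F_2$ if $e\in S$ and $Y_e=0$ otherwise, and $\phi$ has the form $(\star)$ with $K_e=\mathbb F_2$ and $\Psi$ graph-like. Number the elements of $F$ arbitrarily. In Lemma~\ref{lem:count}, $a\in\mathsf V$ and $b\in\Sigma_e$ with $|\Sigma_e|\le2$. If $\Sigma_e=\emptyset$, then $\mathcal S_e=\{0\}$; otherwise $0=\mathbf 1_b+\mathbf 1_b$ is among the at most $2|\mathsf V|$ expressions $\mathbf 1_a+\mathbf 1_b$. So $|\mathcal S_e|\le2|\mathsf V|$, $\tau_e\le4|\mathsf V|$, and Lemma~\ref{lem:block} with $\lambda_e=1$ gives the claim.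

For the dual, $r_{M^*}(S)=|S|+r_M(F\setminus S)-r_M(F)$. So $S\mapsto F\setminus S$ carries $\phi_{M^*,p}$ to $\phi_{M,p'}$ with $p_e'/(1-p_e')=2(1-p_e)/p_e$, and it preserves $\operatorname{Var}$ and all $\mathcal V_e$. The gap follows from Proposition~\ref{prop:transfer} with $c=|F|$.
\end{proof}

\subsection{What blocks must satisfy}\label{ssec:design}

With single elements as blocks, and with $K$ the set of dependencies as in the last proof, a graph-like $\Psi$ exists only if $M$ is graphic, since the vectors $\psi_e(1)$ represent $M$ and have weight $0$ or $2$. To go beyond graphic and cographic matroids we use larger blocks. Given the state outside a block, the law inside it will be the random cluster measure of a minor, so we can recurse. If $T(m)$ is the constant for $m$ elements and the blocks have sizes $m_j$, then Lemma~\ref{lem:block} with $\lambda_j^{-1}=\tau_jT(m_j)$ gives $T(m)\le\sum_j\tau_jT(m_j)$, and $T(m)=m^a$ is consistent with this if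
\[
\sum_j\tau_j\,(m_j/m)^a\le1 .
\]
This tells us what to aim for. Interfaces should have bounded dimension, since $|K_j|$ is a factor of $\tau_j$. No block may contain almost all elements; we shall have $m_j\le m/2$. And a uniform bound $\tau_j\lesssim d$ would not do: with one block of size $m/2$ and $m/2$ singletons, the first term alone would be of order $m2^{-a}$. The bound $\tau_j\lesssim j$ of Lemma~\ref{lem:count}, with blocks numbered by decreasing size, is what is needed.

\section{Balanced partitions of a regular matroid}\label{sec:structure}

\subsection{Interfaces}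

Let $M$ be a binary matroid on $E$, represented by vectors $(v_e)_{e\in E}$ in $V$; write $\langle B\rangle=\langle v_e:e\in B\rangle$. The \emph{interface} of $B\subseteq E$ is
\[
W_B=\langle B\rangle\cap\langle E\setminus B\rangle .
\]

\begin{example}
Let $M=M(G)$, $v_e=\partial e$, and let $B$ and $E\setminus B$ form connected subgraphs that share exactly $s\ge1$ vertices. The span of a connected subgraph is the set of even-weight vectors on its vertices, so $W_B$ consists of the even-weight vectors on the shared vertices and has dimension $s-1$. For $s=2$ it contains one nonzero vector $\mathbf 1_u+\mathbf 1_v$, which acts as a virtual edge; for $s=3$ it contains the three edges of a virtual triangle.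
\end{example}

Let $\mathcal P=\{B_1,\dots,B_d\}$ be a partition of $E$ into nonempty parts, $W_j=W_{B_j}$, and
\[
C=\Big\{u\in\bigoplus_jW_j:\sum_ju_j=0\Big\},\qquad D=\Big\{(x|_{W_j})_j:x\in V^*\Big\}\subseteq\bigoplus_jW_j^* .
\]
For $S\subseteq E$ put $S_j=S\cap B_j$ and $U_j=\langle S_j\rangle\cap W_j$, which depends only on $S_j$. Let $U_j^\perp\le W_j^*$ be the annihilator of $U_j$.

\begin{lemma}[Two representations]\label{lem:tworep}
For every $S\subseteq E$,
\[
2^{-r(S)}=\prod_j2^{-r(S_j)}\cdot\Big|C\cap\bigoplus_jU_j\Big|=\frac1{|D|}\prod_j\big(2^{-r(S_j)}|U_j|\big)\cdot\Big|D\cap\bigoplus_jU_j^\perp\Big| .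
\]
Hence $\phi_{M,p}$ has the form $(\star)$ with $\Omega_j=2^{B_j}$ in two ways: with $(K_j,Y_j,K)=(W_j,U_j,C)$ and with $(K_j,Y_j,K)=(W_j^*,U_j^\perp,D)$, in each case for any linear $\Psi$ with kernel $K$. In both cases $\mathcal V_j=\mathcal V_{B_j}$.
\end{lemma}

\begin{proof}
The sum map $\bigoplus_j\langle S_j\rangle\to V$ has image $\langle S\rangle$. If $b_j\in\langle S_j\rangle$ and $\sum_jb_j=0$, then $b_j=\sum_{i\ne j}b_i\in\langle E\setminus B_j\rangle$, so $b_j\in U_j$. Thus the kernel is $C\cap\bigoplus U_j$, and counting dimensions gives the first equality.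

The sum map on $\bigoplus U_j$ gives $|C\cap\bigoplus U_j|=\prod_j|U_j|\,/\,|\sum_jU_j|$. A fraction $1/|\sum U_j|$ of all $x\in V^*$ vanish on every $U_j$. These are the $x$ whose image under the linear surjection $V^*\to D$ lies in $\bigoplus U_j^\perp$, so $|D\cap\bigoplus U_j^\perp|=|D|/|\sum U_j|$. This gives the second equality. The remaining factors, together with the $p$-weights, are products over $j$ of positive functions of $S_j$; after normalization they are the $w_j$.
\end{proof}

We use $C$ when the interfaces are arranged like the edges of a graph and $D$ when they are arranged dually. The second representation is the block form of the complementation used for $M^*(G)$ in Proposition~\ref{prop:graphic}.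

\begin{lemma}[Merging]\label{lem:merge}
Let $\emptyset\ne\mathcal A\subseteq\mathcal P$ and $B=\bigcup\mathcal A$. Then
\[
W_B\subseteq\Big(\sum_{A\in\mathcal A}W_A\Big)\cap\Big(\sum_{A\in\mathcal P\setminus\mathcal A}W_A\Big),
\]
and merging $\mathcal A$ into the single part $B$ leaves $W_A$ unchanged for $A\notin\mathcal A$.
\end{lemma}

\begin{proof}
Write $v\in W_B$ as $v=\sum_{A\in\mathcal A}b_A=\sum_{A\notin\mathcal A}b_A$ with $b_A\in\langle A\rangle$. Then $\sum_{A\in\mathcal P}b_A=0$, so each $b_A\in W_A$ as in the previous proof. The second claim holds because $W_A$ depends only on $A$.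
\end{proof}

The \emph{points} of $\mathcal P$ are the vectors in $\mathrm{Pt}(\mathcal P)=\bigcup_j(W_j\setminus\{0\})\subseteq V$, and the \emph{center} $N(\mathcal P)$ is the simple binary matroid of this set of vectors.

\subsection{Cycle spaces, sums and Seymour's theorem}

For a binary matroid $N$, the \emph{cycle space} $\mathcal C(N)\subseteq\mathbb F_2^{E(N)}$ is the set of disjoint unions of circuits; for any representing family it is the set of subsets with sum $0$. Its elements are the \emph{cycles} of $N$. Two families with the same index set and the same cycle space are related by a linear isomorphism of their spans that matches the vectors. The cycle space of the dual is the orthogonal complement. For a graph, $\mathcal C(M(G))=\ker\partial$ is the cycle space of $G$ and $\mathcal C(M^*(G))$ is the cut space $\{\delta(R):R\subseteq V(G)\}$, where $\delta(R)$ is the set of edges with exactly one end in $R$. The circuits of $M^*(G)$ are the bonds, the minimal nonempty cuts; in a connected graph both sides of a bond induce connected subgraphs. Contraction satisfies $r_{M/R}(X)=r(X\cup R)-r(R)$. Minors of regular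 matroids are regular.

Let $N_1,N_2$ be binary matroids on $X\sqcup T$ and $Y\sqcup T$ with $X\cap Y=\emptyset$. Their \emph{sum} is the binary matroid $N$ on $X\cup Y$ with
\begin{equation}\label{eq:sum}
\mathcal C(N)=\{C_1+C_2:\ C_i\in\mathcal C(N_i),\ C_1+C_2\subseteq X\cup Y\}.
\end{equation}
It is a \emph{$1$-sum} if $T=\emptyset$ and $X,Y\ne\emptyset$; a \emph{$2$-sum} if $T=\{z\}$, $z$ is neither a loop nor a coloop of $N_1$ or $N_2$, and $|E(N_i)|\ge3$; a \emph{$3$-sum} if $|T|=3$, $T$ is a circuit of both and contains no cocircuit of either, and $|E(N_i)|\ge7$. We use only these consequences: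
\begin{itemize}
\item[(S1)] $|X|,|Y|>|T|$;
\item[(S2)] the cycles of $N_1$ contained in $T$ are the cycles of $N_2$ contained in $T$ (namely $\emptyset$, and also $T$ if $|T|=3$);
\item[(S3)] $|T|\in\{0,1,3\}$, and if $|T|=3$ then $T$ is a cycle.
\end{itemize}

The matroid $R_{10}$ is represented by the ten vectors of weight $3$ in $\mathbb F_2^5$. It has rank $5$ and no $3$-element circuit, since a sum of three vectors of odd weight is nonzero. Seymour's theorem (\cite[(14.3)]{Seymour}; \cite[Theorem 13.1.1]{Oxley}) says that a matroid is regular if and only if it can be constructed by $1$-, $2$- and $3$-sums from graphic matroids, cographic matroids and copies of $R_{10}$. Looking at the last sum of a construction, and using the ``if'' direction for its two summands, we obtain: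

\begin{itemize}
\item[(Sey)] \emph{Every regular matroid is graphic, cographic, isomorphic to $R_{10}$, or a $1$-, $2$- or $3$-sum of two regular matroids.}
\end{itemize}

The structure proposition and the induction use nothing about regularity besides (Sey) and closure under isomorphism and minors. We record what is used, so that the extension in Section~\ref{sec:induction} needs no second proof.

\begin{definition}
Let $\mathcal X$ be a class of binary matroids. A class $\mathcal M$ of binary matroids, closed under isomorphism and minors, is \emph{decomposable with exceptions $\mathcal X$} if every simple member of $\mathcal M$ is graphic, cographic, isomorphic to a member of $\mathcal X$, or a $1$-, $2$- or $3$-sum of two members of $\mathcal M$.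
\end{definition}

By (Sey), the regular matroids are decomposable with exceptions $\{R_{10}\}$; this is the case to have in mind.

\subsection{The structure proposition}

\begin{proposition}\label{prop:structure}
Let $\mathcal M$ be decomposable with exceptions $\mathcal X$, and let $M\in\mathcal M$ with $|E|=m\ge2$. There is a partition $\mathcal P$ of $E$ with $|B_j|\le m/2$ and $\dim W_j\le2$ for all $j$ such that one of the following holds:
\begin{itemize}
\item[(G)] $C=\ker\Psi$ for a graph-like $\Psi$ on $\bigoplus_jW_j$;
\item[(G*)] $D=\ker\Psi$ for a graph-like $\Psi$ on $\bigoplus_jW_j^*$;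
\item[(X)] $N(\mathcal P)$ is isomorphic to a member of $\mathcal X$.
\end{itemize}
\end{proposition}

The idea is to start from singletons and to merge as long as something simplifies. Whenever the center splits into two sides, the parts split accordingly, and one of the two groups of parts carries at most half of $E$. That group may be merged, so balance comes for free.

\begin{proof}
Call $\mathcal P$ \emph{admissible} if $|B_j|\le m/2$ and $\dim W_j\le2$ for all $j$ and $N(\mathcal P)\in\mathcal M$. The partition into singletons is admissible: $W_{\{e\}}\subseteq\langle v_e\rangle$, so its center is isomorphic to a restriction of $M$. Choose an admissible $\mathcal P$ that minimizes $|\mathcal P|+|\mathrm{Pt}(\mathcal P)|$, and write $\mathrm{Pt}$ and $N$ for its points and center.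

\medskip\noindent\textbf{Step 1: $N$ is not a $1$-, $2$- or $3$-sum of two members of $\mathcal M$.} Suppose it is the sum of $N_1\in\mathcal M$ on $X\sqcup T$ and $N_2\in\mathcal M$ on $Y\sqcup T$, with $X\sqcup Y=\mathrm{Pt}$. The elements of $T$ are not vectors of $V$, so we first realize them. Let $\mathcal C=\mathcal C(N_1)+\mathcal C(N_2)\le\mathbb F_2^{X\cup Y\cup T}$, and let $q$ be the quotient map onto $Q=\mathbb F_2^{X\cup Y\cup T}/\mathcal C$. By \eqref{eq:sum}, $\mathcal C\cap\mathbb F_2^{X\cup Y}=\mathcal C(N)$. So $q(\mathbf 1_Z)\mapsto\sum_{z\in Z}z$, $Z\subseteq X\cup Y$, is a well-defined injective linear map from a subspace of $Q$ into $V$. Extend it to an injective linear map $\iota:Q\to V\oplus Q$ by embedding a complement of the subspace in the second summand. Put $v_t=\iota q(\mathbf 1_t)$ for $t\in T$. The family consisting of the vectors in $X\cup Y$ and the $v_t$, $t\in T$, has cycle space $\mathcal C$.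

(1) \emph{The subfamily on $Y\cup T$ represents $N_2$, and that on $X\cup T$ represents $N_1$.} If $C_1+C_2\subseteq Y\cup T$ with $C_i\in\mathcal C(N_i)$, then $C_1\subseteq T$, so $C_1\in\mathcal C(N_2)$ by (S2), and $C_1+C_2\in\mathcal C(N_2)$. Conversely $\mathcal C(N_2)\subseteq\mathcal C$. The other case is symmetric.

(2) \emph{$\langle X\rangle\cap\langle Y\rangle\subseteq\{0\}\cup\{v_t:t\in T\}$.} Let $v=\sum_{z\in Z_1}z=\sum_{z\in Z_2}z$ with $Z_1\subseteq X$, $Z_2\subseteq Y$. Then $Z_1+Z_2=C_1+C_2$ with $C_i\in\mathcal C(N_i)$. Comparing on $X$ gives $C_1=Z_1+T'$ with $T'\subseteq T$. As $C_1$ has sum $0$, $v=\sum_{t\in T'}v_t$. If $|T|\le1$, this is $0$ or some $v_t$; if $|T|=3$, the three $v_t$ sum to $0$ by (S3), and again $v$ is $0$ or some $v_t$.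

Each $W_A$, $A\in\mathcal P$, lies in $\langle X\rangle$ or in $\langle Y\rangle$: this is clear if $\dim W_A\le1$, and if $\dim W_A=2$, two of its three points lie on the same side and span it. Split $\mathcal P=\mathcal P_X\sqcup\mathcal P_Y$ accordingly. By symmetry assume $|\bigcup\mathcal P_X|\le m/2$. If $\mathcal P_X=\emptyset$, then $\mathrm{Pt}\subseteq\langle Y\rangle$, so $X\subseteq\langle X\rangle\cap\langle Y\rangle\setminus\{0\}$ and $|X|\le|T|$ by (2), contradicting (S1).

So merge $\mathcal P_X$ into one part $B$, giving $\mathcal P'$. By Lemma~\ref{lem:merge} and (2), $W_B\subseteq\langle X\rangle\cap\langle Y\rangle\subseteq\{0\}\cup\{v_t\}$, so $W_B$ has at most four elements and $\dim W_B\le2$. Points of $W_A$ with $A\in\mathcal P_Y$ lie in $Y$ or in $X\cap\langle Y\rangle\subseteq\{v_t\}$. Thus $\mathrm{Pt}(\mathcal P')\subseteq Y\cup\{v_t\}$, and by (1) $N(\mathcal P')$ is isomorphic to a restriction of $N_2$, hence in $\mathcal M$. So $\mathcal P'$ is admissible. But $|\mathrm{Pt}(\mathcal P')|\le|Y|+|T|<|Y|+|X|=|\mathrm{Pt}|$ and $|\mathcal P'|\le|\mathcal P|$, contradicting minimality.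

\medskip
As $N$ is simple and in $\mathcal M$, it is therefore graphic, or cographic and not graphic, or isomorphic to a member of $\mathcal X$. The last case is (X).

\medskip\noindent\textbf{Step 2: $N=M(G)$ is graphic.} (This includes the case $\mathrm{Pt}=\emptyset$.) Here $E(G)=\mathrm{Pt}$, and $G$ has no loops since $N$ is simple. The families $(e)_{e\in\mathrm{Pt}}$ and $(\partial e)_{e\in\mathrm{Pt}}$ have the same cycle space, so there is an injective linear $\theta:\langle\mathrm{Pt}\rangle\to\mathbb F_2^{V(G)}$ with $\theta(e)=\partial e$. Put $\psi_j=\theta|_{W_j}$. Every nonzero vector of $W_j$ is a point, so $\Psi$ is graph-like. Since $\Psi(u)=\theta(\sum_ju_j)$, $\ker\Psi=C$. This is (G).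

\medskip\noindent\textbf{Step 3: $N=M^*(G)$ is cographic but not graphic.} Identifying vertices in different components does not change $M(G)$, so take $G$ connected, with $E(G)=\mathrm{Pt}$. We must encode restrictions $x|_{W_j}$ by boundaries of edges. Call $j$ a \emph{line index} if $\dim W_j=2$. For such $j$ a nonzero $\xi\in W_j^*$ equals $1$ on exactly two of the three points of $W_j$, and we need the two corresponding edges of $G$ to share an end. Since $W_j\setminus\{0\}$ is a circuit of $N$, it is a bond of $G$ with three edges. In general such edges need not share ends, but minimality forces it: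

\medskip\noindent\emph{Claim.} For each line index $j$ there is a vertex $v_j$ of $G$ whose set of incident edges is exactly $T_j=W_j\setminus\{0\}$, none of them a loop; and $W_i\ne W_j$ for all $i\ne j$.

\medskip\noindent\emph{Proof of the claim.} Write $W=W_j$ and $T=T_j$. Let $T=\delta(V_1)$ with $G[V_1]$ and $G[V_2]$ connected, $V_2=V(G)\setminus V_1$, and let $X_i$ be the set of edges inside $V_i$, so $\mathrm{Pt}=X_1\sqcup T\sqcup X_2$. First,
\begin{equation}\label{eq:bond}
\langle X_1\cup T\rangle\cap\langle X_2\cup T\rangle=W .
\end{equation}
Indeed, let $v=\sum_{z\in Z_1}z=\sum_{z\in Z_2}z$ with $Z_i\subseteq X_i\cup T$. Then $Z_1+Z_2$ is a cycle of $N$, so it equals some cut $\delta(R)=\delta(R\cap V_1)+\delta(R\cap V_2)$, where $\delta(R\cap V_i)\subseteq X_i\cup T$. Hence $Z_1+\delta(R\cap V_1)=Z_2+\delta(R\cap V_2)$ is contained in $T$. Cuts have sum $0$ in $V$, so $v\in\langle T\rangle=W$. The other inclusion is clear.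

Each $W_A$ lies in $\langle X_1\cup T\rangle$ or in $\langle X_2\cup T\rangle$: this is clear if $\dim W_A\le1$; if $\dim W_A=2$ and at most one of its three points is in $X_1\cup T$, then two are in $X_2$. Let $\mathcal A_0=\{A:W_A\subseteq W\}$, which contains $B_j$, and for $i=1,2$ let $\mathcal A_i=\{A\notin\mathcal A_0:W_A\subseteq\langle X_i\cup T\rangle\}$. By \eqref{eq:bond}, $\mathcal P=\mathcal A_0\sqcup\mathcal A_1\sqcup\mathcal A_2$. Interfaces of parts in $\mathcal A_0$ lie in both spans in \eqref{eq:bond}.

Suppose $|\bigcup\mathcal A_1|\le m/2$ and $|\bigcup\mathcal A_2|\le m/2$. Merge each nonempty $\mathcal A_i$, $i=1,2$, into one part $B_i'$. By Lemma~\ref{lem:merge}, $W_{B_1'}$ lies in $\sum_{A\in\mathcal A_1}W_A\subseteq\langle X_1\cup T\rangle$ and in $\sum_{A\in\mathcal A_0\cup\mathcal A_2}W_A\subseteq\langle X_2\cup T\rangle$, hence in $W$ by \eqref{eq:bond}; the same holds for $B_2'$. So all interfaces are now contained in $W$, the new points lie in $T$, the new center is a restriction of $N$, and the new partition is admissible. A matroid consisting of a $3$-element circuit is graphic and $N$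 is not, so $\mathrm{Pt}\supsetneq T$, and minimality is contradicted.

So one of the two unions has more than $m/2$ elements; exchanging $V_1$ and $V_2$ if necessary, let it be $\bigcup\mathcal A_2$. Merge $\mathcal A_0\cup\mathcal A_1$ into one part $B$; then $|B|<m/2$. By Lemma~\ref{lem:merge} and \eqref{eq:bond}, $W_B\subseteq W$. So the point set does not grow, the new center is a restriction of $N$, and the new partition is admissible. Minimality forces $\mathcal A_0\cup\mathcal A_1=\{B_j\}$, that is, $\mathcal A_0=\{B_j\}$ and $\mathcal A_1=\emptyset$. In particular $W_i\ne W_j$ for $i\ne j$.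

Suppose there were $e\in X_1$. Then $e\in W_A$ for some $A$. As $e\notin W$, $A\notin\mathcal A_0$; and $A\notin\mathcal A_2$, since otherwise $e\in\langle X_1\cup T\rangle\cap\langle X_2\cup T\rangle=W$. But $\mathcal A_1=\emptyset$, a contradiction. So $X_1=\emptyset$, and the connected graph $G[V_1]$ is a single vertex $v_j$ without loops. Its incident edges form $\delta(V_1)=T$. This proves the claim.

\medskip
Distinct line indices $i,j$ have $v_i\ne v_j$, since otherwise $T_i=T_j$ and $W_i=W_j$. For $e\in\mathrm{Pt}$ let $J(e)=\{j:e\in W_j\}\ne\emptyset$. If $j\in J(e)$ is a line index, then $e$ is not a loop and $v_j$ is one of its ends. So $J(e)$ contains at most two line indices, and if it contains two, their vertices are the two ends of $e$.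

An edge $e$ may be a point of several interfaces, and each of them needs its own copy. Form $G'$ from $G$ by subdividing each edge $e$ into $|J(e)|$ edges, labeled $(e,j)$, $j\in J(e)$, such that $(e,j)$ is incident with $v_j$ whenever $j$ is a line index (Figure~\ref{fig:subdiv}). This is possible: put these edges at the corresponding ends; if both ends are required, then $|J(e)|\ge2$. Define
\[
\psi_j:W_j^*\to\mathbb F_2^{V(G')},\qquad\psi_j(\xi)=\sum_{e\in W_j\setminus\{0\}}\xi(e)\,\partial(e,j).
\]
This is linear in $\xi$. If $\dim W_j\le1$, there is at most one term and the weight is $0$ or $2$. If $j$ is a line index and $\xi\ne0$, exactly two terms occur; the two non-loop edges of $G'$ share the end $v_j$, so the weight of the sum is $2$, or $0$ if they are parallel. So $\Psi$ is graph-like.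

\begin{figure}[t]
\centering
\begin{tikzpicture}[scale=1,every node/.style={font=\small}]
\draw (0,0) -- (2.6,0) node[midway,above] {$e$};
\draw (0,0) -- (-0.6,0.6); \draw (0,0) -- (-0.6,-0.6);
\draw (2.6,0) -- (3.2,0.6); \draw (2.6,0) -- (3.2,-0.6);
\fill (0,0) circle (2pt) node[below right] {$v_i$};
\fill (2.6,0) circle (2pt) node[below left] {$v_l$};
\draw[->] (3.7,0) -- (4.5,0);
\draw (5.6,0) -- (9.8,0);
\draw (5.6,0) -- (5,0.6); \draw (5.6,0) -- (5,-0.6);
\draw (9.8,0) -- (10.4,0.6); \draw (9.8,0) -- (10.4,-0.6);
\fill (5.6,0) circle (2pt) node[below right] {$v_i$};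
\fill (9.8,0) circle (2pt) node[below left] {$v_l$};
\fill (7,0) circle (2pt); \fill (8.4,0) circle (2pt);
\node[above] at (6.3,0) {$(e,i)$};
\node[above] at (7.7,0) {$(e,j)$};
\node[above] at (9.1,0) {$(e,l)$};
\end{tikzpicture}
\caption{Subdividing an edge $e$ of $G$ that is a point of three interfaces $W_i,W_j,W_l$. Here $i$ and $l$ are line indices (two-dimensional interfaces), whose vertices $v_i,v_l$ are the ends of $e$ and have degree three; $W_j$ has dimension one. Each interface gets its own copy of $e$, and a line index gets the copy at its vertex. An element of the cycle space takes equal values on all copies of $e$, because the new vertices have degree two.}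
\label{fig:subdiv}
\end{figure}

Finally we compute the kernel. We have $\Psi\xi=\partial y$ with $y_{(e,j)}=\xi_j(e)$, so $\Psi\xi=0$ if and only if $y$ lies in the cycle space of $G'$. As subdivision vertices have degree $2$, this holds if and only if there is $z$ in the cycle space of $G$ with $\xi_j(e)=z_e$ for all $e$ and all $j\in J(e)$. On the other hand $\{(x(e))_{e\in\mathrm{Pt}}:x\in V^*\}=\mathcal C(N)^\perp$, the orthogonal complement of the cut space of $G$, which is the cycle space of $G$. Hence $\Psi\xi=0$ if and only if there is $x\in V^*$ with $\xi_j=x|_{W_j}$ for all $j$, that is, $\ker\Psi=D$. This is (G*).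
\end{proof}

\section{The induction}\label{sec:induction}

\begin{lemma}\label{lem:numeric}
If $\frac12\ge x_1\ge\dots\ge x_d>0$ and $\sum_jx_j=1$, then $\sum_j4(6j-5)x_j^5\le1$.
\end{lemma}

\begin{proof}
We have $d\ge2$, and $x_j\le1/j$ since the sequence is non-increasing with sum $1$. So $(6j-5)x_j^4\le(6j-5)/j^4$, which is $\frac{13}{81}$ for $j=3$ and less than $6/j^3\le\frac6{64}<\frac{13}{81}$ for $j\ge4$. Let $y=\sum_{j\ge3}x_j\in[0,1]$; then $x_2\le(x_1+x_2)/2=(1-y)/2$, and
\[
\sum_j(6j-5)x_j^5\le g(y):=\tfrac1{32}+\tfrac7{32}(1-y)^5+\tfrac{13}{81}y .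
\]
The function $g$ is convex on $[0,1]$ with $g(0)=\frac14$ and $g(1)=\frac1{32}+\frac{13}{81}<\frac14$. So $g\le\frac14$.
\end{proof}

The balance $x_1\le\frac12$ is essential here: for $x_1$ close to $1$ the first term alone is close to $4$.

\begin{theorem}\label{thm:general}
Let $\mathcal M$ be a class of binary matroids that is decomposable with exceptions $\mathcal X$.
\begin{itemize}
\item[(a)] If every member of $\mathcal X$ has rank at most $3$, or has rank at most $5$ and no $3$-element circuit, let $a=5$.
\item[(b)] If every member of $\mathcal X$ has rank at most $\rho$, let $a=\max(5,\rho+3)$.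
\end{itemize}
In either case $\operatorname{Var}_\phi f\le m^a\sum_e\mathcal V_e(f)$ for all $M\in\mathcal M$ on $m$ elements, all $p\in(0,1)^E$ and all $f$. Consequently, if $M[h]\in\mathcal M$, $c\ge1$ and $\beta_i>0$, the SW dynamics has spectral gap at least $1/(2c^{a+1})$ and $t_{\rm mix}\le c^{a+2}(14+2\ln c)$.
\end{theorem}

\begin{proof}
The consequence is Proposition~\ref{prop:transfer}. We prove the inequality by induction on $m$. For $m=0$ the variance is $0$, and for $m=1$ it equals $\mathcal V_e(f)$. Let $m\ge2$. Take the partition of Proposition~\ref{prop:structure}, numbered such that $m_j=|B_j|$ is non-increasing, and put $x_j=m_j/m\le\frac12$.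

\emph{Costs.} We find an ordering rule and numbers $\bar\tau_j\ge\tau_j$ with
\begin{equation}\label{eq:costs}
\sum_j\bar\tau_jx_j^a\le1 .
\end{equation}
In cases (G) and (G*) use the representation of Lemma~\ref{lem:tworep} with $C$ and with $D$, respectively. Lemma~\ref{lem:count} gives $\tau_j\le\bar\tau_j:=4(6j-5)$, and \eqref{eq:costs} follows from Lemma~\ref{lem:numeric}, as $x_j^a\le x_j^5$.

In case (X) use the representation with $C$, let $\Psi$ be the sum map into $\langle\mathrm{Pt}(\mathcal P)\rangle$, whose dimension is the rank of $N=N(\mathcal P)$, and use the natural order for every $\delta$. Then $|\mathcal S_j|\le\min\big(\prod_{i<j}|W_i|,\,2^{\operatorname{rank}N}\big)$. Under hypothesis (a) there are two possibilities.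
\begin{itemize}
\item If $N$ has rank at most $5$ and no $3$-element circuit, then $\dim W_j\le1$ for all $j$, since a $2$-dimensional $W_j$ contains three points with sum $0$. So $\tau_j\le2\min(2^{j-1},32)$, which is at most $2,4,8$ for $j=1,2,3$ and at most $64<76\le4(6j-5)$ for $j\ge4$. Hence $\tau_j\le4(6j-5)$ for all $j$.
\item If $N$ has rank at most $3$, then $\tau_j\le4\min(4^{j-1},8)\le4(6j-5)$.
\end{itemize}
In both take $\bar\tau_j=4(6j-5)$ and use Lemma~\ref{lem:numeric}. Under hypothesis (b), take $\bar\tau_j=4\cdot2^\rho$. As $\sum_jx_j^a\le(\frac12)^{a-1}$, we get $\sum_j\bar\tau_jx_j^a\le2^{\rho+2}\,2^{-(a-1)}\le1$.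

\emph{Recursion.} Given $S\setminus B_j=R$, the law of $S\cap B_j$ is proportional to the $p$-weight times $2^{-r(X\cup R)}$ for $X\subseteq B_j$. So it is $\phi_{(M/R)|B_j,\;p|_{B_j}}$, where $(M/R)|B_j$ is a minor of $M$, hence in $\mathcal M$, on $m_j<m$ elements. The conditional law of a single element of $B_j$ given all others is the same for this measure as for $\phi$. By induction and averaging over $R$,
\[
\mathcal V_{B_j}(f)\le m_j^a\sum_{e\in B_j}\mathcal V_e(f).
\]
Lemma~\ref{lem:block} with $\lambda_j=1/(\bar\tau_jm_j^a)$ and then \eqref{eq:costs} give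
\[
\operatorname{Var}_\phi f\le\Big(\sum_j\bar\tau_jm_j^a\Big)\sum_jm_j^{-a}\mathcal V_{B_j}(f)\le\Big(\sum_j\bar\tau_jm_j^a\Big)\sum_e\mathcal V_e(f)\le m^a\sum_e\mathcal V_e(f). \qedhere
\]
\end{proof}

\begin{proof}[Proof of Theorems~\ref{thm:main} and~\ref{thm:poincare}]
The regular matroids are decomposable with exceptions $\{R_{10}\}$ by (Sey), and $R_{10}$ has rank $5$ and no $3$-element circuit. So Theorem~\ref{thm:general}(a) applies.
\end{proof}

\subsection*{Excluding only one of $F_7$, $F_7^*$}

Recall that a matroid on $E$ is $3$-connected if for $k\in\{1,2\}$ there is no partition $E=X\sqcup Y$ with $|X|,|Y|\ge k$ and $r(X)+r(Y)-r(E)<k$.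

\begin{corollary}\label{cor:fano}
Theorems~\ref{thm:main} and~\ref{thm:poincare} hold verbatim, with ``regular'' replaced by membership, for the class $\mathcal M_0$ of binary matroids each of whose $3$-connected minors is regular or isomorphic to $F_7$ or $F_7^*$. This class contains all binary matroids with no $F_7$ minor and all binary matroids with no $F_7^*$ minor.
\end{corollary}

\begin{proof}
The class $\mathcal M_0$ is closed under isomorphism and minors and contains the regular matroids. A member that is not $3$-connected is a $1$- or $2$-sum of two matroids isomorphic to proper minors (\cite[(2.6)]{Seymour}; \cite[Theorem 8.3.1]{Oxley}), which are again in $\mathcal M_0$. A $3$-connected member is regular, in which case (Sey) applies, or isomorphic to $F_7$ or $F_7^*$. So $\mathcal M_0$ is decomposable with exceptions $\{R_{10},F_7,F_7^*\}$. Here $F_7$ has rank $3$, and $F_7^*$ has rank $4$ and no $3$-element circuit: its circuits are the complements of the hyperplanes of $F_7$, which are the seven lines with three points, so they have four elements. Theorem~\ref{thm:general}(a) applies.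

For the inclusion we use that $F_7$ is a splitter for the binary matroids with no $F_7^*$ minor (\cite[\S7]{Seymour}; \cite[\S12.2]{Oxley}): a $3$-connected binary matroid with an $F_7$ minor and no $F_7^*$ minor is isomorphic to $F_7$. A binary matroid with neither minor is regular. So every $3$-connected minor of a binary matroid with no $F_7^*$ minor is regular or isomorphic to $F_7$. For the other class dualize; regularity and $3$-connectedness are preserved by duality.
\end{proof}

\section{A structural hypothesis is necessary}\label{sec:limits}

For general $h$ mixing can be exponentially slow. The reason is a kind of freezing: for a random $h$ with $c$ a large enough multiple of $n$, cluster formation from $x=0$ leaves, except with exponentially small probability, a set $S$ of rank $n$, and then $\ker h_S=\{0\}$; at a suitable temperature $\pi$ nevertheless puts at least half of its mass elsewhere.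

\begin{proposition}\label{prop:slow}
For every $k\ge11$ there is $h\in\{0,1\}^{7k\times3k}$ such that at $\beta_i\equiv\beta=\frac12\ln2$ the code SW dynamics has $t_{\rm mix}\ge\frac14(0.931)^{-k}$.
\end{proposition}

\begin{proof}
Here $q=e^{-2\beta}=\frac12$, $n=3k$, $c=7k$, and $\pi(x)\propto2^{-|E\setminus E(x)|}$. For any $h$ the normalizer is
\[
Z=\sum_x\prod_{i\in E}\Big(\tfrac34+\tfrac14(-1)^{h_i\cdot x}\Big).
\]
Expand the product. Every term is a nonnegative constant times a character sum over $x$, which is $0$ or $2^n$; the constant term contributes $2^n(\frac34)^c$. So $Z\ge2^n(\frac34)^c$, and since $x=0$ has weight $1$,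
\[
\pi(0)\le2^{-3k}\big(\tfrac43\big)^{7k}=\Big(\frac{2048}{2187}\Big)^k\le\tfrac12\qquad(k\ge11).
\]
For the last inequality put $u=\frac{2187}{2048}-1=\frac{139}{2048}>0.0678$; then $(1+u)^{11}\ge1+11u+55u^2+165u^3>2$.

From $x=0$ the set $S$ is a uniformly random subset of $E$, and the chain stays at $0$ if $\ker h_S=0$. So $\delta(h):=1-P(0,0)\le\Pr_S[\ker h_S\ne0]$. Let $h$ be uniformly random and independent of $S$. A fixed nonzero $x$ satisfies $h_Sx=0$ with probability $2^{-|S|}$, so
\[
\Pr[\ker h_S\ne0\mid S]\le\min(1,2^{n-|S|})\le\big(\tfrac43\big)^{n-|S|},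
\]
the last step by considering $|S|\le n$ and $|S|>n$ separately. As $\mathbb E_S(\frac43)^{-|S|}=(\frac12+\frac12\cdot\frac34)^c=(\frac78)^c$,
\[
\mathbb E_h\,\delta(h)\le\big(\tfrac43\big)^{n}\big(\tfrac78\big)^c=\Big(\big(\tfrac43\big)^3\big(\tfrac78\big)^7\Big)^k\le0.931^k .
\]
Fix $h$ with $\delta=\delta(h)\le0.931^k$; note $\delta>0$, since $S=\emptyset$ has positive probability. Then $\|P^t(0,\cdot)-\pi\|_{TV}\ge P^t(0,0)-\pi(0)\ge1-t\delta-\frac12>\frac14$ whenever $t\delta<\frac14$. Hence $t_{\rm mix}\ge1/(4\delta)$.
\end{proof}

\begin{remark}
We have not determined the optimal exponent in Theorem~\ref{thm:main}. Some polynomial growth is unavoidable: the Swendsen--Wang dynamics of the critical Ising model on the complete graph $K_n$ has mixing time of order $n^{1/4}$ \cite{LNNP}, that is, of order $c^{1/8}$.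
\end{remark}

\begin{thebibliography}{9}

\bibitem{HJV}
Dominik Hangleiter, Nathan Ju, Umesh Vazirani,
\emph{Code Swendsen-Wang Dynamics},
arXiv:2510.08446 (2025).

\bibitem{LNNP}
Long, Nachmias, Ning, Peres,
\emph{A power law of order 1/4 for critical mean field Swendsen--Wang dynamics},
Mem. AMS, 2014.

\bibitem{Oxley}
Oxley,
\emph{Matroid Theory}, 2nd ed.

\bibitem{Seymour}
P. D. Seymour,
\emph{Decomposition of regular matroids},
JCTB 28 (1980).

\end{thebibliography}

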